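\title{Circle graph states are not universal: a pure spinor obstruction}

\begin{abstract}
We ask whether every pure multi-qubit state can be obtained exactly, by deterministic local operations and classical communication (LOCC), from the graph state of some circle graph, with no bound on the size of the graph. The answer is no. A circle graph state is the projection of a fermionic Gaussian state (a pure spinor) with four Majorana operators per qubit, and this form survives every product operator. We deduce that for $n\ge5$ all $n$-qubit states that can be reached, even with small probability, lie in a cone of dimension at most $2n^2-4n+1<2^n$, and that an explicit four-qubit state cannot be reached deterministically, not even approximately. In the other direction, all states of at most three qubits are reached deterministically, the stochastically reachable states are exactly the projected pure spinors, and these include all four-qubit states.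
\end{abstract}

\section{Introduction}\label{sec:intro}

\subsection{The question}

Let $G$ be a finite simple graph with vertex set $V$. Its \emph{graph state} is the state of $|V|$ qubits
\[
|G\rangle=\prod_{\{u,v\}\in E(G)}CZ_{uv}\,|+\rangle^{\otimes V},
\]
where $|\pm\rangle=(|0\rangle\pm|1\rangle)/\sqrt2$ and $CZ=\mathrm{diag}(1,1,1,-1)$. A \emph{circle graph} is the intersection graph of a finite set of chords of a circle: the vertices are the chords, and two vertices are adjacent if and only if the chords cross. A \emph{circle graph state} is a graph state of a circle graph.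

Give each qubit of $|G\rangle$ to a separate party, and let the parties use local operations and classical communication (LOCC). We say that a pure $n$-qubit state $\psi$ is \emph{obtained by LOCC} from an $N$-qubit resource, $N\ge n$, if the qubits of $\psi$ are assigned to $n$ distinct parties and there is an LOCC protocol at the end of which, with probability one, these $n$ parties hold exactly the state $\psi$; the other $N-n$ qubits are measured or discarded. Following Van den Nest et al., a family of states is \emph{universal}, or \emph{CQ-universal}, if every pure state of finitely many qubits is obtained by LOCC from some member of the family, with no concern for efficiency. The question, which comes from \cite{HMPC}, is whether the family of circle graph states is universal.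

Universality in this sense measures which kinds of entanglement a family contains, and ignores the cost of extracting them. The family of all graph states is universal: the two measurement steps recalled in Section~\ref{sec:three} run any circuit of one-qubit unitaries and rotations $e^{i\theta Z\otimes Z}$ on a graph drawn after the circuit, and such circuits prepare every state. For circle graphs one might guess the same. The class contains all complete graphs, cycles and trees (Section~\ref{sec:setup}). The graph may be as large as we like, each measured qubit brings a freely chosen measurement basis, and so counting the parameters of the protocol gives no obstruction. The cases $n=1,2,3$ support the guess. It is nevertheless false, and it first fails at $n=4$.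

\subsection{Results}

All that we use about LOCC is that a protocol with output set $O\subseteq V$ acts as $\rho\mapsto\sum_kK_k\rho K_k^\dagger$, where
\begin{equation}\label{eq:kraus}
K_k=\bigotimes_{i\in O}B_i^{k}\otimes\bigotimes_{v\notin O}\langle\phi^k_v|,\qquad B^k_i\in M_2(\mathbb C),\quad\phi^k_v\in\mathbb C^2,\qquad\sum_kK_k^\dagger K_k=\mathbb 1;
\end{equation}
see Section~\ref{sec:setup}. A map of this form is called \emph{separable}, each $k$ is a \emph{branch}, and the \emph{fidelity} of the protocol with a unit vector $\psi$ is $\sum_k|\langle\psi|K_k|G\rangle|^2$. A state $\psi$ is \emph{SLOCC-reachable} if $K|G\rangle=c\psi$ with $c\ne0$ for some circle graph $G$ and a single product operator $K$ of the shape in \eqref{eq:kraus}. Pure spinors and the projection $\Pi$, which maps the Fock space of $2n$ fermionic modes onto a copy of $(\mathbb C^2)^{\otimes n}$, are defined in Sections~\ref{sec:spinors} and~\ref{sec:tetrons}.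

\begin{theorem}\label{thm:main}
\begin{itemize}
\item[(A)] For $n\ge5$ there is a proper Zariski-closed cone $W_n\subsetneq\mathbb C^{2^n}$, defined over $\mathbb Q$, with $\dim W_n\le2n^2-4n+1<2^n$, that contains every SLOCC-reachable $n$-qubit state. Hence Haar-almost every $n$-qubit state is not SLOCC-reachable. For each unit vector $\psi\notin W_n$ there is $\varepsilon>0$ such that, for all circle graphs and all separable maps, the fidelity with $\psi$ of the protocol, and of the normalized output of each branch, is at most $1-\varepsilon$. If $p_x$, $x\in\{0,1\}^n$, are distinct primes, then $\sum_xe^{\sqrt{p_x}}|x\rangle\notin W_n$.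
\item[(B)] The state
\[
\psi_*=\tfrac1{\sqrt5}\big(|0000\rangle+|0111\rangle+|1011\rangle+|1101\rangle+|1110\rangle\big)
\]
is not obtained by LOCC, or by any separable map, from any circle graph state. Moreover there is $\varepsilon>0$ such that, for all circle graphs and all separable maps, the fidelity with $\psi_*$ is at most $1-\varepsilon$.
\item[(C)] For $n\le3$ every $n$-qubit state is obtained by LOCC, deterministically and exactly, from a circle graph state.
\item[(D)] An $n$-qubit state $\psi$ is SLOCC-reachable if and only if it is proportional to $\Pi\Theta$ for a pure spinor $\Theta$ of $2n$ modes. Every four-qubit state is SLOCC-reachable.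
\end{itemize}
\end{theorem}

\begin{corollary}\label{cor:main}
The family of circle graph states is not universal. All $n$-qubit states are obtained by LOCC from circle graph states if and only if $n\le3$, and all $n$-qubit states are SLOCC-reachable if and only if $n\le4$.
\end{corollary}

\begin{proof}
If $\psi_*\otimes|0\rangle^{\otimes(n-4)}$ were obtained by LOCC for some $n\ge4$, discarding $n-4$ qubits would give $\psi_*$, against (B); with (C) this is the first equivalence. A state obtained by LOCC is SLOCC-reachable (Section~\ref{sec:setup}), so (C), (D) and (A) give the second.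
\end{proof}

\subsection{The method}

Walk once around the circle and place two Majorana operators at each of the $2N$ chord ends, one before the end and one after it. Pair the operator after each end with the operator before the next end. This pairing defines a fermionic Gaussian state $\Gamma$, a pure spinor. Each chord owns four Majorana operators, that is, two fermionic modes, whose even-parity space is a qubit. The projection of $\Gamma$ onto even parity for every chord is the circle graph state, up to Pauli $Z$ operators (Section~\ref{sec:tetrons}). Two facts then control every protocol: each $2\times2$ matrix on a qubit extends to an operator on its two modes that preserves pure spinors, and contracting a pure spinor with a qubit bra gives a pure spinor. So each branch outputs the even part of a pure spinor of $2n$ modes, whatever the size of $G$. Such spinors have $O(n^2)$ parameters, which gives (A) in Section~\ref{sec:cone}. For (B) no count of parameters is available, since $\psi_*$ is SLOCC-reachable. We use instead the odd-parity parts of the spinor, which the qubits never see: the resource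 has a fixed amount of weight in each odd sector, a deterministic protocol cannot increase it on average, and $\psi_*$ needs more than there is (Section~\ref{sec:weights}). Part (C) needs no fermions and comes first (Section~\ref{sec:three}); part (D) is proved in Sections~\ref{sec:tetrons}, \ref{sec:insertion} and~\ref{sec:four}.

\section{Words, stabilizers and branches}\label{sec:setup}

\paragraph{Double occurrence words.} We may assume that the $2N$ chord ends are distinct: chords that share an end can be pulled apart there so that they cross pairwise, or so that no two cross, whichever convention one uses. Reading the ends around the circle gives a \emph{double occurrence word} $w_1\cdots w_{2N}$, in which every letter occurs twice. Two chords $u,v$ cross if and only if their occurrences alternate, that is, exactly one occurrence of $u$ lies between the two occurrences of $v$. The graph defined by this rule is the \emph{interlace graph} of the word, and circle graphs are exactly the interlace graphs. The word $12\cdots N\,12\cdots N$ gives the complete graph $K_N$.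

\begin{lemma}\label{lem:words}
The cycles $C_k$, $k\ge3$, are circle graphs. The class of circle graphs is closed under attaching a pendant vertex and under disjoint union.
\end{lemma}

\begin{proof}
Take the word $1\,k\;2\,1\;3\,2\;4\,3\cdots k\,(k-1)$. A letter $j<k$ stands at positions $2j-1$ and $2j+2$. Between them stand the letters $j-1$ (read $k$ if $j=1$) and $j+1$, which are distinct. So $j$ is adjacent to exactly its two cyclic neighbors, and this also determines the neighbors of $k$. To attach a pendant vertex $x$ at $v$, replace one occurrence of $v$ by $xvx$: only $v$ stands between the two letters $x$, and the other adjacencies do not change. Concatenating two words in disjoint alphabets gives the disjoint union.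
\end{proof}

\paragraph{Stabilizers.} Let $X,Y,Z$ be the Pauli matrices and $S_v=X_v\prod_{u\sim v}Z_u$. Conjugation by $\prod CZ_{uv}$ maps $X_v$ to $S_v$ and fixes each $Z_v$. The vectors $Z^\kappa|+\rangle^{\otimes V}$, where $Z^\kappa=\prod_vZ_v^{\kappa_v}$ and $\kappa\in\{0,1\}^V$, form the joint eigenbasis of the $X_v$. Hence the vectors $Z^\kappa|G\rangle$ form an orthonormal basis with $S_vZ^\kappa|G\rangle=(-1)^{\kappa_v}Z^\kappa|G\rangle$, and every joint eigenvector of the $S_v$ is a multiple of some $Z^\kappa|G\rangle$.

\paragraph{Branches.} We allow local ancillas, any number of rounds and discarding of systems, but no entanglement other than the resource. In each round one party applies a local operation chosen according to the earlier outcomes, so along a fixed history of outcomes the total operator is a tensor product over the parties. Discarding a system is the same as measuring it completely and forgetting the result, and we record that result as a further outcome. Then an output party starts and ends with one qubit and contributes a matrix $B_i^k$, and any other party ends with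 nothing and contributes a bra $\langle\phi_v^k|$, not necessarily normalized. This gives \eqref{eq:kraus}, with $k$ in a finite or countable set. If the output is the pure state $\psi$, then $\sum_kK_k|G\rangle\langle G|K_k^\dagger=|\psi\rangle\langle\psi|$ has rank one, so $K_k|G\rangle=c_k\psi$ for all $k$ with $\sum_k|c_k|^2=1$; in particular $\psi$ is SLOCC-reachable. Conversely a product operator $K$, rescaled so that each factor has norm at most one, is a branch of the protocol in which each party makes one local measurement. So SLOCC-reachable means obtainable with positive probability.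

\section{Up to three qubits}\label{sec:three}

We prove Theorem~\ref{thm:main}(C). For $n=1$ take $K_1$ and apply a unitary to $|+\rangle$. For $n=2$ the state $|K_2\rangle=(|0\rangle|+\rangle+|1\rangle|-\rangle)/\sqrt2$ is maximally entangled, and it can be converted by deterministic LOCC to any two-qubit pure state \cite{Nie}. For $n=3$ we write the target as a short circuit, turn the circuit into a graph, and check that the graph is a circle graph. The last point is the constraint: the circuit must be so short that its graph has only one cycle.

\begin{lemma}\label{lem:circuit}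
Every state $\psi$ of three qubits $p,s,b$ is, up to a phase,
\[
\psi=(U_p\otimes U_s\otimes U_b)\,e^{i\theta_3Z_sZ_b}\,(U'_s\otimes U'_b)\,e^{i\theta_2Z_sZ_b}\,U''_b\,e^{i\theta_1Z_pZ_b}\,|+\rangle_p|+\rangle_s|+\rangle_b
\]
with real angles $\theta_1,\theta_2,\theta_3$ and one-qubit unitaries on the qubits indicated.
\end{lemma}

\begin{proof}
The Schmidt decomposition across $p\,|\,sb$ reads $\psi=\sum_{k=0,1}\sqrt{\lambda_k}\,|u_k\rangle_p\otimes\Lambda|k\rangle$, where $\Lambda:\mathbb C^2_b\to\mathbb C^2_s\otimes\mathbb C^2_b$ is an isometry. Write $\Lambda=\sum_{t=0,1}|t\rangle_s\otimes A_t$, so that $A_0^\dagger A_0+A_1^\dagger A_1=\mathbb 1$. The two summands commute, so a unitary $W$ diagonalizes both: $A_t^\dagger A_t=W^\dagger D_t^2W$ with $D_0=\mathrm{diag}(\cos\vartheta_0,\cos\vartheta_1)$ and $D_1=\mathrm{diag}(\sin\vartheta_0,\sin\vartheta_1)$, $\vartheta_k\in[0,\pi/2]$. The polar decomposition gives $A_t=U_tD_tW$ with unitaries $U_t$. Thus $\Lambda$ is the composition of three maps.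

First, $W$ on $b$.

Second, $|k\rangle_b\mapsto(\cos\vartheta_k|0\rangle+\sin\vartheta_k|1\rangle)_s|k\rangle_b=e^{-i\vartheta_kY}|0\rangle_s|k\rangle_b$. Write $\vartheta_k=\bar\vartheta+(-1)^k\Delta$; the map is then $e^{-i\bar\vartheta Y_s}e^{-i\Delta Y_sZ_b}$ applied to $|0\rangle_s$. Let $S$ be a unitary whose conjugation action permutes the Pauli matrices cyclically, $Y\mapsto Z\mapsto X\mapsto Y$. Then $S|0\rangle$ is $|+\rangle$ up to a phase, and the map is $e^{-i\bar\vartheta Y_s}S_s^\dagger\,e^{-i\Delta Z_sZ_b}$ applied to $|+\rangle_s$.

Third, the controlled unitary $|0\rangle\langle0|\otimes U_0+|1\rangle\langle1|\otimes U_1$. Diagonalize $U_0^{-1}U_1=e^{i\mu}Te^{i\nu Z}T^\dagger$. Since $|0\rangle\langle0|\otimes\mathbb 1+|1\rangle\langle1|\otimes e^{i\nu Z}=e^{i\nu(1-Z_s)Z_b/2}$, the controlled unitary equals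
\[
\big(\mathrm{diag}(1,e^{i\mu})\otimes U_0Te^{i\nu Z/2}\big)\,e^{-i(\nu/2)Z_sZ_b}\,(\mathbb 1\otimes T^\dagger).
\]

Finally $e^{i\theta_1Z_pZ_b}|{+}{+}\rangle=\cos\theta_1|{+}{+}\rangle+i\sin\theta_1|{-}{-}\rangle$. Choose $\cos\theta_1=\sqrt{\lambda_0}$, $\sin\theta_1=\sqrt{\lambda_1}$, let $U_p$ map $|+\rangle,|-\rangle$ to $u_0,-iu_1$, and put $U_b''=WH$ with $H$ the Hadamard matrix, $\theta_2=-\Delta$, $U_s'=e^{-i\bar\vartheta Y}S^\dagger$, $U_b'=T^\dagger$, $\theta_3=-\nu/2$.
\end{proof}

Each gate of this circuit is carried out by measurements. Let $R_z(\alpha)=e^{-i\alpha Z/2}$, which is $\mathrm{diag}(1,e^{i\alpha})$ up to a phase, and $R_x(\alpha)=HR_z(\alpha)H$.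

\paragraph{ZZ step.} Let a qubit $g$ in the state $|+\rangle$ be joined by $CZ$ to the qubits $u,w$ of a state $\varphi$. The joint state is $(|0\rangle_g\varphi+|1\rangle_gZ_uZ_w\varphi)/\sqrt2$. Measure $g$ with the orthonormal bras $\cos\theta\langle0|+i\sin\theta\langle1|$ (outcome $m=0$) and $i\sin\theta\langle0|+\cos\theta\langle1|$ (outcome $m=1$). The remaining state is $(Z_uZ_w)^me^{i\theta Z_uZ_w}\varphi$.

\paragraph{Wire step.} Let a qubit $u$ of a state $\varphi$ be joined by $CZ$ to a qubit $v$ in the state $|+\rangle$. Since $Z^t|+\rangle=H|t\rangle$, the basis state $|t\rangle_u$ becomes $|t\rangle_uH|t\rangle_v$. Measure $u$ with the bras $(\langle0|+(-1)^me^{i\alpha}\langle1|)/\sqrt2$. The content of $u$ moves to $v$ and undergoes $HZ^mR_z(\alpha)=X^mHR_z(\alpha)$, up to a phase. Without the factors $X^m$, four steps with angles $a_1,a_2,a_3,0$ give $H\cdot HR_z(a_3)\cdot HR_z(a_2)\cdot HR_z(a_1)=R_z(a_3)R_x(a_2)R_z(a_1)$, which by the Euler decomposition is an arbitrary unitary up to a phase.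

\paragraph{Byproducts.} The outcomes $m$ are random, and determinism requires that their effect can be undone. Suppose that the current state is the intended one multiplied by known Pauli operators, $X^xZ^z$ on $u$ and $X^{x'}Z^{z'}$ on $w$. Use the angle $(-1)^x\alpha$ in a wire step and $(-1)^{x+x'}\theta$ in a ZZ step. Since $XZX=-Z$, we have $HR_z((-1)^x\alpha)X^xZ^z=Z^xX^zHR_z(\alpha)$, and $e^{i(-1)^{x+x'}\theta Z_uZ_w}$ turns into $e^{i\theta Z_uZ_w}$ when moved to the right of the Pauli operators. So after each step the state is again the intended one times known Pauli operators.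

\begin{figure}[ht]
\centering
\begin{tikzpicture}[every node/.style={circle,draw,inner sep=0.5pt,minimum size=6mm,font=\small}]
\foreach \n in {0,...,7} \node (b\n) at (\n,1) {$b_{\n}$};
\foreach \n in {0,...,3} \node (s\n) at (\n+4,-1) {$s_{\n}$};
\node[very thick] (b8) at (8,1) {$b_8$};
\node[very thick] (s4) at (8,-1) {$s_4$};
\node[very thick] (p) at (-2,1) {$p$};
\node (g1) at (-1,1) {$g_1$};
\node (g2) at (4,0) {$g_2$};
\node (g3) at (8,0) {$g_3$};
\draw (p)--(g1)--(b0)--(b1)--(b2)--(b3)--(b4)--(b5)--(b6)--(b7)--(b8)--(g3)--(s4)--(s3)--(s2)--(s1)--(s0)--(g2)--(b4);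
\end{tikzpicture}
\caption{A circle graph from whose graph state every three-qubit state is obtained: a 12-cycle with a path attached at $b_4$. The outputs $p,s_4,b_8$ have thick borders. Measuring $g_1,g_2,g_3$ applies the three $ZZ$ rotations; measuring along the horizontal paths applies one-qubit unitaries.}\label{fig:three}
\end{figure}

\paragraph{The graph and the protocol.} Let $G$ have vertices $p$; $b_0,\dots,b_8$; $s_0,\dots,s_4$; $g_1,g_2,g_3$. Its edges are those of the paths $b_0b_1\cdots b_8$ and $s_0s_1\cdots s_4$, and $g_1$ is adjacent to $p,b_0$, $g_2$ to $s_0,b_4$, and $g_3$ to $s_4,b_8$ (Figure~\ref{fig:three}). This is the 12-cycle $g_2b_4b_5b_6b_7b_8g_3s_4s_3s_2s_1s_0$ with the path $b_3b_2b_1b_0g_1p$ attached at $b_4$, a circle graph by Lemma~\ref{lem:words}. The gates $CZ$ commute with each other and with measurements on other qubits, so each may be regarded as applied just before the first measurement of one of its two qubits. The three qubits of Lemma~\ref{lem:circuit} start at $p,s_0,b_0$. Measure $g_1$ (angle $\theta_1$); then $b_0,\dots,b_3$ (gate $U''_b$); then $g_2$ (angle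 $\theta_2$); then $b_4,\dots,b_7$ and $s_0,\dots,s_3$ (gates $U_b',U_s'$); then $g_3$ (angle $\theta_3$). The parties $p,s_4,b_8$ now remove their Pauli byproducts and apply $U_p,U_s,U_b$. Every branch yields $\psi$. This proves (C).

\section{Pure spinors}\label{sec:spinors}

The Fock space $\mathcal F_m$ of $m$ fermionic modes carries operators $a_j,a_j^\dagger$ with $a_ja_k+a_ka_j=0$ and $a_ja_k^\dagger+a_k^\dagger a_j=\delta_{jk}$. It has the orthonormal basis $|x\rangle=a_{i_1}^\dagger\cdots a_{i_k}^\dagger|0\rangle$, $x\in\{0,1\}^m$, where $i_1<\dots<i_k$ are the positions of the ones of $x$, and the vacuum $|0\rangle$ spans the common kernel of the $a_j$. The parity operator multiplies $|x\rangle$ by $(-1)^k$; its eigenvectors are called even and odd. Let $\mathcal V=\mathrm{span}_{\mathbb C}\{a_j,a_j^\dagger\}$, of dimension $2m$. For $v,w\in\mathcal V$ we have $vw+wv=(v,w)\mathbb 1$ with a nondegenerate symmetric bilinear form $(\cdot,\cdot)$. A subspace $L$ is \emph{isotropic} if the form vanishes on it. Then $L\subseteq L^\perp$, so $\dim L\le m$, with equality if and only if $L=L^\perp$.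 A \emph{quadratic element} is a linear combination of products $vw$ with $v,w\in\mathcal V$.

For $0\ne\Phi\in\mathcal F_m$ let $\mathrm{Ann}(\Phi)=\{v\in\mathcal V:v\Phi=0\}$. It is isotropic, since $0=(vw+wv)\Phi=(v,w)\Phi$ for $v,w\in\mathrm{Ann}(\Phi)$.

\begin{definition}
A nonzero $\Phi\in\mathcal F_m$ is a \emph{pure spinor}, or \emph{pure} (a fermionic Gaussian state), if $\dim\mathrm{Ann}(\Phi)=m$.
\end{definition}

A pure spinor is thus a vacuum for some choice of $m$ annihilation operators. We identify $\mathcal F_{m_1+m_2}=\mathcal F_{m_1}\otimes\mathcal F_{m_2}$ by $|x\,x'\rangle=|x\rangle\otimes|x'\rangle$. Then $\mathcal V=\mathcal V_1\oplus\mathcal V_2$, an element $v\in\mathcal V_1$ acts as $v\otimes\mathbb 1$, and $w\in\mathcal V_2$ acts as $P\otimes w$ with $P$ the parity of $\mathcal F_{m_1}$.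

For an antisymmetric $m\times m$ matrix $A$ let $q_A=\sum_{i<j}A_{ij}a_i^\dagger a_j^\dagger$, and let $A_x$ be the principal submatrix on the positions of the ones of $x$. The Pfaffian of an antisymmetric $2k\times2k$ matrix $A$ is the coefficient of $a_1^\dagger\cdots a_{2k}^\dagger$ in $q_A^k/k!$; it is a polynomial with integer coefficients in the entries, and $\mathrm{Pf}(gAg^T)=\det(g)\,\mathrm{Pf}(A)$. The empty matrix has Pfaffian $1$, and matrices of odd size have Pfaffian $0$.

\begin{lemma}\label{lem:pure}
\begin{itemize}
\item[(a)] The vector $e^{q_A}|0\rangle$ is pure, and $\langle x|e^{q_A}|0\rangle=\mathrm{Pf}(A_x)$. If $\Phi$ is pure and $\langle0|\Phi\rangle\ne0$, then $\Phi=\langle0|\Phi\rangle\,e^{q_A}|0\rangle$ for some antisymmetric $A$.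
\item[(b)] Nonzero scalars and exponentials of quadratic elements map pure vectors to pure vectors. A limit of pure vectors is pure or zero.
\item[(c)] Every nonzero even vector of $\mathcal F_2$ is pure. A tensor product of pure vectors is pure.
\item[(d)] Let $\Phi\in\mathcal F_{m_1}\otimes\mathcal F_{m_2}$ and $\Omega\in\mathcal F_{m_2}$ be pure, and $\Xi=(\mathbb 1\otimes\langle\Omega|)\Phi$. Let $L'=\{w\in\mathcal V_2:\langle\Omega|w=0\}$. If $v\in\mathcal V_1$, $w\in L'$ and $v+w\in\mathrm{Ann}(\Phi)$, then $v\Xi=0$. The vector $\Xi$ is pure or zero.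
\end{itemize}
\end{lemma}

\begin{proof}
(a) From $[a_j^\dagger a_k^\dagger,a_i]=\delta_{ik}a_j^\dagger-\delta_{ij}a_k^\dagger$ we get $[q_A,a_i]=-\sum_kA_{ik}a_k^\dagger$, which commutes with $q_A$. So $e^{q_A}a_ie^{-q_A}=a_i-\sum_kA_{ik}a_k^\dagger$, and these $m$ independent elements annihilate $e^{q_A}|0\rangle$. The terms of $q_A^k/k!$ that involve only the modes of $x$ are those of $q_{A_x}^k/k!$, which gives the amplitudes. Conversely let $L=\mathrm{Ann}(\Phi)$ and $\langle0|\Phi\rangle\ne0$. Suppose that $0\ne v=\sum c_ia_i^\dagger\in L$. With $w=v^\dagger/\sum|c_i|^2$ we have $wv+vw=\mathbb 1$, so $\langle0|\Phi\rangle=\langle0|wv\Phi\rangle+\langle0|vw\Phi\rangle=0$ because $v\Phi=0$ and $\langle0|v=0$; this is a contradiction. Hence $L$ projects isomorphically onto $\mathrm{span}\{a_i\}$ and has a basis $a_i-\sum_jA_{ij}a_j^\dagger$. The form of the $i$th and $k$th basis vectors is $-A_{ik}-A_{ki}$, so $A$ is antisymmetric. Then $a_ie^{-q_A}\Phi=e^{-q_A}(e^{q_A}a_ie^{-q_A})\Phi=0$ for all $i$, so $e^{-q_A}\Phi$ is a multiple of $|0\rangle$, and the multiple is $\langle0|\Phi\rangle$.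

(b) If $T$ is invertible and $T\mathcal VT^{-1}=\mathcal V$, then $\mathrm{Ann}(T\Phi)=T\,\mathrm{Ann}(\Phi)\,T^{-1}$. For $T=e^Q$ with $Q$ quadratic, $TuT^{-1}=e^{\mathrm{ad}\,Q}u\in\mathcal V$ because $[vw,u]=(w,u)v-(v,u)w$. If pure $\Phi_r$ converge to $\Phi$, then along a subsequence the spaces $\mathrm{Ann}(\Phi_r)$ converge in the compact Grassmannian to an $m$-dimensional space, which annihilates $\Phi$.

(c) $\alpha|00\rangle+\beta|11\rangle=\alpha\,e^{(\beta/\alpha)a_1^\dagger a_2^\dagger}|0\rangle$ if $\alpha\ne0$, and $|11\rangle$ is annihilated by $a_1^\dagger,a_2^\dagger$. The vector $\Phi_1\otimes\Phi_2$ is annihilated by $\mathrm{Ann}(\Phi_1)\oplus\mathrm{Ann}(\Phi_2)$.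

(d) Apply $\mathbb 1\otimes\langle\Omega|$ to $(v\otimes\mathbb 1+P\otimes w)\Phi=0$; the second term vanishes, and $v\Xi=0$ remains. We count such $v$. Let $L=\mathrm{Ann}(\Phi)=L^\perp$. The space $L'$ consists of the adjoints of the elements of $\mathrm{Ann}(\Omega)$, so it is isotropic of dimension $m_2$, and its orthogonal complement in $\mathcal V$ is $\mathcal V_1\oplus L'$. Therefore $L\cap(\mathcal V_1\oplus L')=(L+L')^\perp$ has dimension
\[
2(m_1+m_2)-\big(m_1+2m_2-\dim(L\cap L')\big)=m_1+\dim(L\cap L').
\]
Its projection to $\mathcal V_1$ has kernel $L\cap L'$, so the image has dimension $m_1$.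
\end{proof}

Part (a) is the source of all obstructions: a pure vector with nonzero vacuum amplitude is determined by that amplitude and its two-particle amplitudes.

\begin{example}\label{ex:notpure}
The vector $|0000\rangle+|1111\rangle\in\mathcal F_4$ is not pure. Its two-particle amplitudes vanish, so (a) would give $A=0$, and the vector would be the vacuum.
\end{example}

\paragraph{Majorana systems and pairing states.} A \emph{Majorana system} is a family of Hermitian elements $c_1,\dots,c_{2m}\in\mathcal V$ with $c_jc_k+c_kc_j=2\delta_{jk}$. We often use the following sign rule: a product $\mathcal M$ of an even number of distinct $c_j$ anticommutes with each $c_j$ that occurs in it and commutes with the others. In particular such a product, if nonempty, is traceless, since $c_j\mathcal Mc_j=-\mathcal M$.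

\begin{lemma}\label{lem:pairing}
Fix a perfect matching of a Majorana system and a sign $\eta=\pm1$ for each pair $(c,c')$. Up to a scalar there is exactly one nonzero vector $\Gamma$ annihilated by all $c+i\eta c'$. It is pure, and it is characterized by $icc'\,\Gamma=-\eta\Gamma$ for all pairs.
\end{lemma}

\begin{proof}
Multiplication by $c$ shows that $(c+i\eta c')\Gamma=0$ is equivalent to $icc'\Gamma=-\eta\Gamma$. The $m$ \emph{pair operators} $icc'$ are commuting Hermitian involutions whose nonempty products are traceless. So the projection $\prod\frac12(\mathbb 1-\eta\,icc')$ has trace $2^{-m}\dim\mathcal F_m=1$. The $m$ annihilators are linearly independent.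
\end{proof}

We call $\Gamma$ a \emph{pairing state}. An operator that anticommutes with a pair operator $E$ has expectation zero in $\Gamma$, because $\langle\Gamma|\mathcal M|\Gamma\rangle=\langle\Gamma|E\mathcal ME|\Gamma\rangle=-\langle\Gamma|\mathcal M|\Gamma\rangle$.

\section{Circle graph states as projected pure spinors}\label{sec:tetrons}

\subsection{Tetrons}

A chord has two ends, and a walk around the circle enters and leaves each end, so four objects per chord are natural. To each qubit $v$ we attach a \emph{tetron}: two modes $a_1,a_2$ with the Majorana operators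
\[
\gamma_v^1=a_1+a_1^\dagger,\quad\gamma_v^2=-i(a_1-a_1^\dagger),\quad\gamma_v^3=a_2+a_2^\dagger,\quad\gamma_v^4=-i(a_2-a_2^\dagger).
\]
With $n_j=a_j^\dagger a_j$ one has $-i\gamma^1\gamma^2=1-2n_1$ and $-i\gamma^3\gamma^4=1-2n_2$, so the parity of the tetron is $P_v=-\gamma_v^1\gamma_v^2\gamma_v^3\gamma_v^4$. We identify its even space with the qubit by $|00\rangle=|0\rangle$, $|11\rangle=|1\rangle$. On the even space
\begin{equation}\label{eq:paulis}
-i\gamma^1\gamma^2=-i\gamma^3\gamma^4=Z,\qquad i\gamma^2\gamma^3=i\gamma^1\gamma^4=-X,
\end{equation}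
and on the odd space the two operators in each pair are opposite. Indeed, in each pair the operators are commuting involutions with product $P_v$; and $i\gamma^2\gamma^3$ is a Hermitian involution with $i\gamma^2\gamma^3|00\rangle=i\cdot i\,a_1^\dagger a_2^\dagger|0\rangle=-|11\rangle$.

For an ordered set $U$ of $n$ tetrons the Fock space is $\mathcal F_{2n}=\bigotimes_{v\in U}\mathcal F_2$, and all $\gamma_v^r$ together form a Majorana system. In a product of an even number of Majorana operators of $v$ the parity factors cancel, so it acts on the factor $v$ alone. For $s\subseteq U$ let $\Pi^U_s$ be the projection onto the \emph{sector} in which the tetrons of $s$ are odd and the others are even, and let $\Pi^U=\Pi^U_\emptyset$; we omit $U$ when it is understood. The image of $\Pi^U$ is $(\mathbb C^2)^{\otimes n}$, and the qubit basis vector $|x\rangle$ is the Fock basis vector $|d(x)\rangle$, where $d(x)=x_1x_1x_2x_2\cdots x_nx_n$. Let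
\[
\mathcal R_n=\{\Pi\Theta:\ \Theta\in\mathcal F_{2n}\text{ pure},\ \Pi\Theta\ne0\}\subseteq(\mathbb C^2)^{\otimes n}.
\]
A pure $\Theta$ with $\Pi\Theta=\varphi$ is a \emph{lift} of $\varphi$. The projection is essential: the two-qubit vector $|00\rangle+|11\rangle$ is the vector of Example~\ref{ex:notpure}, so any lift of it has components in odd sectors.

By \eqref{eq:paulis} a Pauli matrix has two quadratic representatives, and their average vanishes on the odd space. This is what allows arbitrary local matrices, and not only unitaries, to act on pure spinors.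

\begin{lemma}\label{lem:lift}
Let $B\in M_2(\mathbb C)$ and $\delta^2=\det B$. Let $\hat B$ act on one tetron as $B$ on the even space and as $\delta\mathbb 1$ on the odd space. Then $\hat B$ maps each pure vector of $\mathcal F_{2n}$ to a pure vector or to zero. In particular $\mathcal R_n$ is invariant under $GL_2(\mathbb C)^n$.
\end{lemma}

\begin{proof}
The quadratic elements $z=\frac12(-i\gamma^1\gamma^2-i\gamma^3\gamma^4)$ and $x=-\frac12(i\gamma^2\gamma^3+i\gamma^1\gamma^4)$ act as $Z,X$ on the even space and as $0$ on the odd space. The commutator $y=[z,x]/2i$ is quadratic, by the formula for $[vw,u]$ above, and acts as $Y$ and $0$. Let $B$ be invertible. By the polar decomposition $B/\delta\in SL_2(\mathbb C)$ is a product of two exponentials of traceless matrices. The same product of exponentials of combinations of $x,y,z$ is $B/\delta$ on the even space and $\mathbb 1$ on the odd space, so Lemma~\ref{lem:pure}(b) applies to $\hat B$. If $B$ is singular, then $\delta=0$, the matrices $B+\epsilon\mathbb 1$ are invertible for small $\epsilon\ne0$, and their lifts converge to $\hat B$; use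 Lemma~\ref{lem:pure}(b) again. The last claim holds since $\Pi\prod_i\hat B_i\Theta=(\bigotimes_iB_i)\Pi\Theta$.
\end{proof}

\subsection{The pairing state of a word}

Let $w_1\cdots w_{2N}$ be a double occurrence word with alphabet $V$ and interlace graph $G$. If $v$ occurs at positions $p<q$, put
\[
\mathrm{in}_p=\gamma_v^1,\quad\mathrm{out}_p=\gamma_v^2,\quad\mathrm{in}_q=\gamma_v^3,\quad\mathrm{out}_q=\gamma_v^4,
\]
and let $E_k=i\,\mathrm{out}_k\,\mathrm{in}_{k+1}$ with $k$ taken modulo $2N$. The $E_k$ are the pair operators of a perfect matching of the $4N$ Majorana operators. For signs $\sigma_k$ let $\Gamma$ be the unit pairing state with $E_k\Gamma=\sigma_k\Gamma$. Both $\prod_vP_v$ and $\prod_kE_k$ are Hermitian multiples of the product of all Majorana operators with square one, so they agree up to sign. Hence $\Gamma$ has a definite total parity, which flips when one $\sigma_k$ is flipped. We call $\Gamma$ \emph{admissible} if $\prod_vP_v\,\Gamma=\Gamma$.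

\begin{figure}[ht]
\centering
\begin{tikzpicture}[font=\small]
\draw[dashed] (90:1.6)--(-90:1.6) (0:1.6)--(180:1.6);
\draw[very thick] (76:1.6) arc (76:14:1.6) (-14:1.6) arc (-14:-76:1.6) (-104:1.6) arc (-104:-166:1.6) (166:1.6) arc (166:104:1.6);
\foreach \t/\n in {104/a^1,76/a^2,14/b^1,-14/b^2,-76/a^3,-104/a^4,-166/b^3,166/b^4}
 {\fill (\t:1.6) circle (1.8pt); \node at (\t:1.95) {$\n$};}
\foreach \t/\n in {45/1,-45/2,-135/3,135/4} \node at (\t:1.25) {$E_{\n}$};
\end{tikzpicture}
\caption{The word $abab$, read clockwise from the top. The dashed lines are the chords $a$ and $b$. Each chord end carries two Majorana operators of the tetron of its chord (dots; $a^r=\gamma_a^r$, $b^r=\gamma_b^r$), and the thick arcs are the pairs $E_1,\dots,E_4$.}\label{fig:abab}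
\end{figure}

\begin{example}\label{ex:abab}
Take two crossing chords, $w=abab$, and write $a^r=\gamma_a^r$, $b^r=\gamma_b^r$ (Figure~\ref{fig:abab}). Then $E_1=ia^2b^1$, $E_2=ib^2a^3$, $E_3=ia^4b^3$, $E_4=ib^4a^1$. A single $E_k$ changes the parity of both tetrons and says nothing about $\Pi\Gamma$. The products along an arc from one end of a chord to the other preserve the parities:
\[
E_1E_2=-(a^2a^3)(b^1b^2),\qquad E_2E_3=-(b^2b^3)(a^3a^4).
\]
By \eqref{eq:paulis}, $\gamma^2\gamma^3=iX$ and $\gamma^1\gamma^2=\gamma^3\gamma^4=iZ$ on the even space, so these operators are $X_aZ_b$ and $X_bZ_a$, the stabilizers of $|K_2\rangle$. Moreover $E_1E_2E_3E_4=a^2b^1b^2a^3a^4b^3b^4a^1=-P_aP_b$. The signs $(+,+,+,-)$ are therefore admissible, and $\Pi\Gamma$ is a multiple of $|K_2\rangle$. For the word $aabb$ the arc from $a$ to $a$ is the single operator $ia^2a^3=-X_a$: no chord is crossed and no $Z$ appears.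
\end{example}

\begin{lemma}\label{lem:word}
Let $\Gamma$ be admissible. \emph{(i)} $\|\Pi_s\Gamma\|^2=2^{1-N}$ for every $s\subseteq V$ with $|s|$ even. \emph{(ii)} $2^{(N-1)/2}\,\Pi\Gamma=e^{i\vartheta}Z^\kappa|G\rangle$ for some $\vartheta\in\mathbb R$ and $\kappa\in\{0,1\}^V$.
\end{lemma}

\begin{proof}
(i) Let $P_S=\prod_{v\in S}P_v$. Expanding $\Pi_s=\prod_v\frac12(\mathbb 1\pm P_v)$ gives $\|\Pi_s\Gamma\|^2=2^{-N}\sum_{S\subseteq V}(-1)^{|S\cap s|}\langle\Gamma|P_S|\Gamma\rangle$. If $\emptyset\ne S\ne V$, some cyclically consecutive letters $w_k,w_{k+1}$ have exactly one member in $S$. By the sign rule $E_k$ anticommutes with $P_S$, and the term vanishes. The terms $S=\emptyset$ and $S=V$ give $2^{-N}(1+(-1)^{|s|})$.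

(ii) For $v$ at positions $p<q$ let $C_v=\prod_{k=p}^{q-1}E_k$, a Hermitian operator with $C_v\Gamma=\pm\Gamma$. Up to a phase it is the product of $\gamma_v^2\gamma_v^3$ and of $\mathrm{in}_r\,\mathrm{out}_r$ for $p<r<q$. A letter $u\ne v$ contributes nothing if it does not occur between $p$ and $q$, all four $\gamma_u^r$ if it occurs twice, and $\gamma_u^1\gamma_u^2$ or $\gamma_u^3\gamma_u^4$ if it occurs once, which is the case $u\sim v$. So $C_v$ commutes with every $P_u$, and by \eqref{eq:paulis} it acts on the image of $\Pi$ as a phase times $S_v$; the phase is $\pm1$ since both operators are Hermitian. Thus $2^{(N-1)/2}\Pi\Gamma$, a unit vector by (i), is a joint eigenvector of all $S_v$.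
\end{proof}

\begin{proposition}\label{prop:lift}
For every circle graph $G$ and every ordering of its vertices there is a pure $\Gamma_G\in\mathcal F_{2N}$ with $\Pi^V\Gamma_G=|G\rangle$ and $\|\Pi^V_s\Gamma_G\|=1$ for all $s\subseteq V$ with $|s|$ even.
\end{proposition}

\begin{proof}
Put $\Gamma_G=2^{(N-1)/2}e^{-i\vartheta}\prod_v\hat Z_v^{\kappa_v}\Gamma$. The lift $\hat Z$, equal to $Z$ on the even and to $i$ on the odd space, is unitary and preserves the sectors.
\end{proof}

\subsection{Branches are projected pure spinors}

Order the vertices so that the output set $O$ comes first. Let $K=\bigotimes_{i\in O}B_i\otimes\bigotimes_{v\notin O}\langle\phi_v|$, regard each $\phi_v$ as an even vector of the tetron $v$, and put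
\begin{equation}\label{eq:branch}
\Omega=\bigotimes_{v\notin O}\phi_v,\qquad\Phi=\prod_{i\in O}\hat B_i\,(\mathbb 1\otimes\langle\Omega|)\,\Gamma_G\in\mathcal F_{2n}.
\end{equation}

\begin{proposition}\label{prop:branch}
The vector $\Phi$ is pure or zero, and $K|G\rangle=\Pi^O\Phi$. Hence every SLOCC-reachable $n$-qubit state lies in $\mathcal R_n$.
\end{proposition}

\begin{proof}
By Lemma~\ref{lem:pure}(c) $\Omega$ is pure or zero; apply Lemma~\ref{lem:pure}(d) and Lemma~\ref{lem:lift}. Since $\Omega$ is even on each tetron outside $O$, for every $s\subseteq O$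
\begin{equation}\label{eq:sector}
\Pi^O_s\Phi=\prod_{i\in O}\hat B_i\,(\mathbb 1\otimes\langle\Omega|)\,\Pi^V_s\Gamma_G .
\end{equation}
For $s=\emptyset$ the right side is $K|G\rangle$. Finally $\mathcal R_n$ is closed under nonzero scalars.
\end{proof}

This is one direction of Theorem~\ref{thm:main}(D). The size $N$ of the graph has disappeared. Both restrictions in the problem entered here: the graph is a circle graph, so that $|G\rangle$ has a pure lift, and each party holds one qubit, so that $K$ is a product of operators on single tetrons.

\subsection{Amplitudes as sums over cycles}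

For four qubits we need the Pfaffians explicitly. Write an antisymmetric $2n\times2n$ matrix $A$ in $2\times2$ blocks $Q_{ij}$, so $Q_{ji}=-Q_{ij}^T$. The diagonal block $Q_{ii}$ has one free entry, the amplitude of $e^{q_A}|0\rangle$ at the qubit string with a single one at $i$. Assume that all $Q_{ii}$ vanish. Let $\eta_i=(a_{i1}^\dagger,a_{i2}^\dagger)^T$ be the creation operators of the tetron $i$, and put
\[
\pi_i=a_{i1}^\dagger a_{i2}^\dagger,\qquad\beta_{ij}=\eta_i^TQ_{ij}\eta_j=\beta_{ji},\qquad J=\begin{pmatrix}0&1\\-1&0\end{pmatrix},\qquad M_{ij}=Q_{ij}J .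
\]
Then $q_A=\sum_{i<j}\beta_{ij}$. The adjugate of a $2\times2$ matrix is $\mathrm{adj}(M)=JM^TJ^T$; it satisfies $M\,\mathrm{adj}(M)=\det(M)\mathbb 1$, $\mathrm{tr}\,\mathrm{adj}(M)=\mathrm{tr}\,M$ and $\mathrm{adj}(MM')=\mathrm{adj}(M')\,\mathrm{adj}(M)$. From $Q_{ij}=M_{ij}J^T$ we get $M_{ji}=-JM_{ij}^TJ=\mathrm{adj}(M_{ij})$.

The $\beta_{ij}$ commute, and three creation operators of one tetron multiply to zero. Hence
\begin{equation}\label{eq:expand}
e^{q_A}=\prod_{i<j}\big(1+\beta_{ij}+\tfrac12\beta_{ij}^2\big)
\end{equation}
is a sum over multigraphs on $\{1,\dots,n\}$ with all degrees at most two, and the term of a multigraph puts $\deg(i)$ particles into the tetron $i$.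

\begin{lemma}\label{lem:cycles}
Let $\psi=\Pi e^{q_A}|0\rangle$ with all $Q_{ii}=0$, and denote amplitudes by the set of positions of the ones. Then $\psi_\emptyset=1$, $\psi_i=0$, and
\begin{gather*}
\psi_{ij}=-\det M_{ij},\qquad\psi_{ijk}=-\mathrm{tr}(M_{ij}M_{jk}M_{ki}),\\
\psi_{1234}=\psi_{12}\psi_{34}+\psi_{13}\psi_{24}+\psi_{14}\psi_{23}-\mathrm{tr}(M_{12}M_{23}M_{34}M_{41})\\
\qquad\qquad-\mathrm{tr}(M_{12}M_{24}M_{43}M_{31})-\mathrm{tr}(M_{13}M_{32}M_{24}M_{41}).
\end{gather*}
\end{lemma}

\begin{proof}
The components of $\eta_j$ satisfy $\eta_{jb}\eta_{jc}=J_{bc}\pi_j$. So for $i,k\ne j$ and any matrices $S,S'$ we have $(\eta_i^TS\eta_j)(\eta_j^TS'\eta_k)=\pi_j\,\eta_i^TSJS'\eta_k$, and $\eta_i^TS\eta_i=\mathrm{tr}(SJ^T)\pi_i=-\mathrm{tr}(SJ)\pi_i$. For distinct $i_1,\dots,i_r$, $r\ge2$, eliminating $i_2,\dots,i_r$ in turn gives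
\[
\beta_{i_1i_2}\beta_{i_2i_3}\cdots\beta_{i_ri_1}=-\mathrm{tr}(M_{i_1i_2}M_{i_2i_3}\cdots M_{i_ri_1})\,\pi_{i_1}\cdots\pi_{i_r}.
\]
For $r=2$ this says $\frac12\beta_{ij}^2=-\det(M_{ij})\pi_i\pi_j$. The amplitude at a set $I$ collects the multigraphs with degree two on $I$ and zero elsewhere, which are the disjoint unions of double edges and cycles of length at least three that cover $I$: one double edge for $|I|=2$, one triangle for $|I|=3$, and three pairs of double edges and three $4$-cycles for $|I|=4$. The $\pi_i$ commute, and $\prod_{i\in I}\pi_i|0\rangle$ is the qubit basis vector of $I$.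
\end{proof}

\section{The Pfaffian cone: five or more qubits}\label{sec:cone}

We prove Theorem~\ref{thm:main}(A). Let $\mathrm{Alt}_{2n}$ be the space of complex antisymmetric $2n\times2n$ matrices, of dimension $n(2n-1)$. Define
\[
f:\mathbb C\times\mathrm{Alt}_{2n}\to\mathbb C^{2^n},\qquad f(c,A)=\big(c\,\mathrm{Pf}(A_{d(x)})\big)_{x\in\{0,1\}^n},
\]
so that $f(c,A)=\Pi\,c\,e^{q_A}|0\rangle$, and let $W_n$ be the Zariski closure of the image. It is irreducible, as the closure of the image of an affine space, and it is a cone, since the image is closed under scalars. Its ideal consists of the polynomials $F$ with $F\circ f=0$. In each bounded degree this is a linear system with integer coefficients for the coefficients of $F$, so the ideal is spanned by rational polynomials and $W_n$ is defined over $\mathbb Q$.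

\paragraph{Reachable states lie in $W_n$.} By Proposition~\ref{prop:branch} it suffices to show $\mathcal R_n\subseteq W_n$. Let $\psi=\Pi\Theta\ne0$. The difficulty is that the vacuum amplitude of $\Theta$ may vanish. The polynomial $(B_i)\mapsto\langle0\cdots0|\bigotimes_iB_i|\psi\rangle$ on $M_2(\mathbb C)^n$ is not zero, because product bras span the dual space. So there are invertible $B_i^\epsilon\to\mathbb 1$ at which it does not vanish. The vector $\prod_i\hat B_i^\epsilon\Theta$ is pure with nonzero vacuum amplitude, and Lemma~\ref{lem:pure}(a) puts its even part $\bigotimes_iB_i^\epsilon\psi$ in the image of $f$. Zariski-closed sets are closed, so $\psi\in W_n$.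

\paragraph{Dimension.} The crude bound $\dim W_n\le1+n(2n-1)$ gives $92<128$ for $n=7$, which already shows that $W_7$ is proper; for $n=5,6$ it gives $46$ and $67$, which is too weak. The improvement comes from a symmetry of $f$. The group $SL_2(\mathbb C)^n$ acts on $\mathrm{Alt}_{2n}$ by $A\mapsto gAg^T$ with $g=\bigoplus_ig_i$, that is, $Q_{ij}\mapsto g_iQ_{ij}g_j^T$. As $g$ is block diagonal, $(gAg^T)_{d(x)}=g_xA_{d(x)}g_x^T$ with $g_x=\bigoplus_{x_i=1}g_i$ of determinant one, so $f(c,gAg^T)=f(c,A)$. (In Lemma~\ref{lem:cycles} this is the invariance of the traces under $M_{ij}\mapsto g_iM_{ij}g_j^{-1}$, which follows from $g_j^TJ=Jg_j^{-1}$.)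

For $n\ge4$ some $A$ has a finite stabilizer. Take $Q_{1j}=\mathbb 1$ for $j\ge2$, $Q_{23}=\mathbb 1$, $Q_{24}=Z$, $Q_{34}=X$. Fixing $Q_{1j}$ forces $g_j=(g_1^T)^{-1}$. Fixing the other three blocks then means $g_1^TQg_1=Q$ for $Q=\mathbb 1,Z,X$. So $g_1^T=g_1^{-1}$, the matrix $g_1$ commutes with $Z$ and $X$, and $g_1=\pm\mathbb 1$. The orbit of this $A$ has dimension $3n$, the dimension of the group. The dimension of the orbit of $A$ is the rank of the linear map $\xi\mapsto\xi A+A\xi^T$ on the Lie algebra, so it equals $3n$ on a dense open subset of $\mathrm{Alt}_{2n}$.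

The fiber dimension theorem states that for a dominant morphism $\mathcal Y\to W$ of irreducible varieties the fibers over a dense open subset of $W$ have dimension $\dim\mathcal Y-\dim W$. Choose $(c,A)$ over this subset and with a $3n$-dimensional orbit. Its fiber contains the orbit, hence
\[
\dim W_n\le1+n(2n-1)-3n=2n^2-4n+1 .
\]
For $n=5$ this is $31<32$. From $n$ to $n+1$ the bound grows by $4n-2$ and $2^n$ grows by $2^n>4n-2$, so $\dim W_n<2^n$ for all $n\ge5$. For $n=4$ the bound is $17>16$ and gives nothing, in agreement with (D).

\paragraph{Measure and approximation.} A proper algebraic subset has Lebesgue measure zero, and $W_n$ is a cone, so its unit vectors form a compact set of Haar measure zero. For a unit vector $\psi\notin W_n$ let $1-\varepsilon$ be the maximum of $|\langle\psi|\varphi\rangle|^2$ over this set. Then $\varepsilon>0$, since the value one would make $\psi$ a multiple of some $\varphi\in W_n$. Every branch $K_k|G\rangle$ lies in $W_n$, so $|\langle\psi|K_k|G\rangle|^2\le(1-\varepsilon)\|K_k|G\rangle\|^2$, and the squared norms sum to one.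

\paragraph{An explicit state.} Since $W_n$ is proper and defined over $\mathbb Q$, a nonzero rational polynomial vanishes on it. Square roots of distinct primes are linearly independent over $\mathbb Q$ \cite{Bes}. (Multiply a relation $\sum_jr_j\sqrt{p_j}=0$ by $\sqrt{p_1}$ and take the trace from $\mathbb Q(\sqrt{p_1},\sqrt{p_2},\dots)$ to $\mathbb Q$; the irrational numbers $\sqrt{p_1p_j}$ have trace zero, so $r_1=0$.) The Lindemann--Weierstrass theorem states that the exponentials of algebraic numbers that are linearly independent over $\mathbb Q$ are algebraically independent over $\mathbb Q$. So no nonzero rational polynomial vanishes at $(e^{\sqrt{p_x}})_x$, and this vector and its normalization are not in $W_n$. This proves (A).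

\section{Weight in the odd sectors: the state $\psi_*$}\label{sec:weights}

\subsection{The sector inequality}

The argument for (A) looks at one branch at a time and cannot distinguish deterministic from stochastic protocols. The completeness relation in \eqref{eq:kraus} has to be used. It controls the even part of the lifts, $\sum_k\|\Pi\Phi_k\|^2=1$, and it also bounds their odd parts, because on an odd tetron a lift acts by the scalar $\delta$, which is small compared with the matrix.

\begin{lemma}\label{lem:sector}
Let $G$ be a circle graph, $\{K_k\}$ as in \eqref{eq:kraus}, and $\Phi_k$ the vector \eqref{eq:branch} of the branch $k$. For every pair $\{i,j\}\subseteq O$,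
\[
\sum_k\|\Pi_{ij}\Phi_k\|^2\le1=\sum_k\|\Pi\Phi_k\|^2,\qquad\Pi_{ij}:=\Pi^O_{\{i,j\}}.
\]
\end{lemma}

\begin{proof}
The equality is $\sum_k\|K_k|G\rangle\|^2=1$. Let $s=\{i,j\}$ and $F_l^k=(B_l^k)^\dagger B_l^k$. The sector $\Pi^V_s$ is the tensor product of the odd spaces of $i,j$ and the qubits of $V\setminus s$. On the odd space of $i$ the lift of $B_i^k$ is a scalar $\delta$ with $|\delta|^2=|\det B_i^k|=\sqrt{\det F_i^k}$. By \eqref{eq:sector}, $\|\Pi_s\Phi_k\|^2$ is the expectation in $\Pi^V_s\Gamma_G$ of
\[
\sqrt{\det F_i^k}\sqrt{\det F_j^k}\;\mathbb 1_i\otimes\mathbb 1_j\otimes D_k,\qquad D_k=\bigotimes_{l\in O\setminus s}F_l^k\otimes\bigotimes_{v\notin O}|\phi_v^k\rangle\langle\phi_v^k|\ge0 .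
\]
For the two eigenvalues of $F\ge0$ the AM--GM inequality gives $\sqrt{\det F}\le\frac12\mathrm{tr}F$. The partial trace over the qubits $i,j$ of $\sum_kF_i^k\otimes F_j^k\otimes D_k=\mathbb 1$ is $\sum_k\mathrm{tr}F_i^k\,\mathrm{tr}F_j^k\,D_k=4\cdot\mathbb 1$. So the displayed operators sum to at most $\mathbb 1$, and $\|\Pi^V_s\Gamma_G\|=1$ by Proposition~\ref{prop:lift}.
\end{proof}

For $\Phi\in\mathcal F_{2n}$ let $\mathrm{wt}(\Phi)=\sum_{i<j}\|\Pi_{ij}\Phi\|^2$. For a unit vector $\varphi$ of $n$ qubits let $m(\varphi)$ be the infimum of $\mathrm{wt}(\Phi)$ over all lifts $\Phi$ of $\varphi$, and $m(\varphi)=+\infty$ if there is none; it does not depend on the phase of $\varphi$. Write $K_k|G\rangle=c_k\varphi_k$ with $\|\varphi_k\|=1$. If $c_k\ne0$, then $\Phi_k/c_k$ is a lift of $\varphi_k$. Summing Lemma~\ref{lem:sector} over all pairs gives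
\begin{equation}\label{eq:budget}
\sum_{k:\,c_k\ne0}|c_k|^2\,m(\varphi_k)\le\binom n2,\qquad\sum_k|c_k|^2=1 .
\end{equation}
So a state with $m(\varphi)>\binom n2$ is not obtained deterministically.

\begin{example}\label{ex:twoqubits}
Let $n=2$ and $\varphi=\cos\theta|00\rangle+\sin\theta|11\rangle$ with $0\le\theta<\pi/2$. A lift has vacuum amplitude $\cos\theta$ and vanishing diagonal blocks, so it is $\cos\theta\,e^{\beta_{12}}|0\rangle$ with $-\det Q_{12}=\tan\theta$. Its odd part is $\cos\theta\,\beta_{12}|0\rangle$, of squared norm $\cos^2\theta\,\|Q_{12}\|^2$, where $\|Q\|^2=\mathrm{tr}\,Q^\dagger Q$. If $s_1,s_2$ are the singular values of $Q$, then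
\begin{equation}\label{eq:frob}
\|Q\|^2=s_1^2+s_2^2\ge2s_1s_2=2|\det Q|,
\end{equation}
with equality for multiples of unitaries. Hence $m(\varphi)=\sin2\theta$. Entanglement forces weight into the odd sector; a maximally entangled pair uses the whole budget $\binom22=1$, and no $\theta$ exceeds it.
\end{example}

\subsection{The weight needed by $\psi_*$}

For $n=4$ the budget is $6$. The state $\psi_*$ is chosen so that its lifts can be described completely: the vanishing amplitudes with two ones force all blocks to have rank at most one, and the amplitudes with three ones keep them from being small.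

\begin{proposition}\label{prop:36}
$m(\psi_*)\ge36/5$.
\end{proposition}

\begin{proof}
Let $\Phi$ be a lift of $\sqrt5\,\psi_*$; we show $\mathrm{wt}(\Phi)\ge36$. Its vacuum amplitude is $1$, so $\Phi=e^{q_A}|0\rangle$, and the diagonal blocks of $A$ vanish because the amplitudes with a single one do. By Lemma~\ref{lem:cycles}, $\det Q_{ij}=0$, so $Q_{ij}=x_{ij}x_{ji}^T$ for $i<j$ with $x_{ij},x_{ji}\in\mathbb C^2$. The vector $x_{ij}$ belongs to the end at $i$ of the edge $ij$. Put $\xi_{ij}=x_{ij}^T\eta_i$ and $[x,y]=x_1y_2-x_2y_1$. Then
\[
\beta_{ij}=\xi_{ij}\xi_{ji}\ \ (i<j),\qquad\xi_{ij}\xi_{ik}=[x_{ij},x_{ik}]\,\pi_i,\qquad\beta_{ij}^2=0 .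
\]
So \eqref{eq:expand} is a sum over simple subgraphs of $K_4$ with degrees at most two. Up to sign, the term of a subgraph applied to the vacuum is a tensor product over the vertices: a vertex $i$ of degree one with neighbor $j$ carries the odd vector with components $x_{ij}$, and a vertex $i$ of degree two with neighbors $j,k$ carries $[x_{ij},x_{ik}]\,|1\rangle$. For $\{i,j,k,l\}=\{1,2,3,4\}$ let $h_{i,l}=|[x_{ij},x_{ik}]|$; the second index is the neighbor that is omitted. The amplitude with ones at the three positions other than $l$ comes from the triangle that omits $l$. It equals $1$, so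
\begin{equation}\label{eq:triangle}
\prod_{i\ne l}h_{i,l}=1\qquad(l=1,\dots,4).
\end{equation}
In particular the product of all twelve $h_{i,l}$ is one, and all $x_{ij}$ are nonzero.

\emph{The sector $\{i,j\}$.} Here $i,j$ have degree one and $k,l$ have degree zero or two. This gives four mutually orthogonal parts.
\begin{itemize}
\item[(1)] $k,l$ empty: the edge $ij$, with squared norm $|x_{ij}|^2|x_{ji}|^2$.
\item[(2)] $k$ full, $l$ empty: the path $i\,k\,j$, with squared norm $|x_{ik}|^2|x_{jk}|^2h_{k,l}^2$; and the same with $k,l$ exchanged.
\item[(3)] $k,l$ full. If $kl$ were not an edge, $k$ and $l$ would both be adjacent to $i$. So $kl$ is an edge, and the subgraph is the path $i\,k\,l\,j$ or the path $i\,l\,k\,j$. The coefficient matrix on the odd spaces of $i$ and $j$ is $M=\mu\,x_{ik}x_{jl}^T+\mu'x_{il}x_{jk}^T$ with $|\mu|=h_{k,j}h_{l,i}$ and $|\mu'|=h_{l,j}h_{k,i}$.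
\end{itemize}
In (3) the two paths can interfere, so their norms do not simply add. The determinant is insensitive to this: $M=(x_{ik}\ x_{il})\,\mathrm{diag}(\mu,\mu')\,(x_{jl}\ x_{jk})^T$ gives
\[
|\det M|=|\mu\mu'|\,h_{i,j}h_{j,i}=(h_{j,i}h_{k,i}h_{l,i})(h_{i,j}h_{k,j}h_{l,j})=1
\]
by \eqref{eq:triangle}. By \eqref{eq:frob} part (3) has squared norm at least $2$, and the six pairs contribute at least $12$.

Let $\mathcal X=\prod_{i\ne j}|x_{ij}|$, a product of twelve factors. The six terms of type (1) have product $\mathcal X^2$, so by AM--GM their sum is at least $6\mathcal X^{1/3}$. The twelve terms of type (2) are indexed by the ordered pairs $(k,l)$. The factor $|x_{ik}|^2$ occurs for the two choices of $l\notin\{i,k\}$, and each $h_{k,l}^2$ occurs once, so the product is $\mathcal X^4$ and the sum is at least $12\mathcal X^{1/3}$. Altogether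
\begin{equation}\label{eq:total}
\mathrm{wt}(\Phi)\ge18\,\mathcal X^{1/3}+12 .
\end{equation}

\emph{Lower bound for $\mathcal X$.} Let $u_1,u_2,u_3\in\mathbb C^2$ be unit vectors and $S=\sum_ru_ru_r^\dagger$. For a Hermitian $2\times2$ matrix $\mathrm{tr}S^2\ge\frac12(\mathrm{tr}S)^2$, so $3+2\sum_{r<r'}|\langle u_r,u_{r'}\rangle|^2\ge\frac92$. Since $|[u,u']|^2+|\langle u,u'\rangle|^2=1$ for unit vectors in $\mathbb C^2$, we get $\sum_{r<r'}|[u_r,u_{r'}]|^2\le3-\frac34=\frac94$, and by AM--GM $\prod_{r<r'}|[u_r,u_{r'}]|\le(\frac34)^{3/2}$. Apply this to the three normalized vectors $x_{ij}/|x_{ij}|$ at the vertex $i$. Each $x_{ij}$ occurs in two brackets, so $\prod_{l\ne i}h_{i,l}\le(\frac34)^{3/2}\prod_{j\ne i}|x_{ij}|^2$. Multiplying over $i$ gives $1\le(\frac34)^6\mathcal X^2$, that is, $\mathcal X^{1/3}\ge\frac43$, and \eqref{eq:total} yields $\mathrm{wt}(\Phi)\ge24+12=36$.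
\end{proof}

\begin{remark}
The trivial bound $|[u,u']|\le1$ gives only $\mathcal X\ge1$ and $\mathrm{wt}(\Phi)\ge30$, which after division by $5$ is exactly the budget $6$. The obstruction therefore comes entirely from the fact that three vectors in $\mathbb C^2$ cannot be pairwise orthogonal. The amplitude of $|1111\rangle$ entered only through the norm: if $t|1111\rangle$ is added to $\sqrt5\,\psi_*$, the normalized state has $m\ge36/(5+|t|^2)$, which exceeds $6$ for $|t|<1$.
\end{remark}

\subsection{Proof of Theorem~\ref{thm:main}(B)}

If all branches output $\psi_*$, then \eqref{eq:budget} and Proposition~\ref{prop:36} give $36/5\le6$, which is false. For the approximate statement we need the bound to persist near $\psi_*$. The set of lifts is not compact, but the weight controls it.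

We claim that there is $\eta>0$ with $m(\varphi)>6.6$ whenever $|\langle\varphi|\psi_*\rangle|^2>1-\eta$. Otherwise there are unit vectors $\varphi_r$ with $m(\varphi_r)\le6.6$ and, after a change of phases, $\varphi_r\to\psi_*$. Choose lifts $\Phi_r$ with $\mathrm{wt}(\Phi_r)\le7$. The vacuum amplitudes $t_r$ tend to $1/\sqrt5$, so $\Phi_r=t_re^{q_{A_r}}|0\rangle$ for large $r$. Each entry of $t_rA_r$ above the diagonal is a two-particle amplitude of $\Phi_r$. If both particles are in one tetron, it is an amplitude of $\varphi_r$; otherwise it lies in a sector $\Pi_{ij}$. So the $A_r$ are bounded, and along a subsequence $A_r\to A$. The limit $e^{q_A}|0\rangle/\sqrt5$ is a lift of $\psi_*$ of weight at most $7<36/5$, against Proposition~\ref{prop:36}.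

Now let a protocol have fidelity $\sum_k|c_k|^2|\langle\psi_*|\varphi_k\rangle|^2\ge1-\varepsilon$. The branches with $|\langle\psi_*|\varphi_k\rangle|^2\le1-\eta$ have total probability at most $\varepsilon/\eta$. By \eqref{eq:budget}, $6\ge6.6\,(1-\varepsilon/\eta)$, that is, $\varepsilon\ge\eta/11$. The number $\eta$ depends neither on $G$ nor on the protocol, so the fidelity never exceeds $1-\eta/11$. This proves (B).

\section{Every projected pure spinor is reachable}\label{sec:insertion}

We prove the converse of Proposition~\ref{prop:branch}: each element of $\mathcal R_n$ is SLOCC-reachable. A pure spinor is a pairing state followed by rotations of the Majorana operators. We produce each rotation by adding one tetron and measuring it. This yields a large pairing state, and an Euler circuit turns it into a chord diagram.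

\begin{lemma}\label{lem:rotation}
\emph{(i)} Let $c,c'$ be distinct members of a Majorana system and $T=e^{-\frac\theta2cc'}$ with $\theta\in\mathbb R$. Then $T$ is unitary, $TcT^{-1}=\cos\theta\,c+\sin\theta\,c'$, $Tc'T^{-1}=-\sin\theta\,c+\cos\theta\,c'$, and $T$ commutes with the other members. \emph{(ii)} Every element of $SO(d)$ is a product of rotations in coordinate planes $(i,i+1)$.
\end{lemma}

\begin{proof}
(i) The operator $cc'$ is anti-Hermitian, has square $-1$ and anticommutes with $c$ and $c'$. So $TcT^{-1}=T^2c=(\cos\theta-\sin\theta\,cc')c$ with $cc'c=-c'$, and $Tc'T^{-1}=(\cos\theta-\sin\theta\,cc')c'$. (ii) Rotations in the planes $(1,2),\dots,(d-1,d)$, applied in this order, remove the first $d-1$ entries of the last column one after another and turn it into the last basis vector. What remains is an element of $SO(d-1)$, and $SO(1)$ is trivial.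
\end{proof}

A perfect matching of the operators $\gamma_v^r$, $v\in U$, defines a $4$-regular multigraph on $U$, possibly with loops: the pairs are the edges and the Majorana operators are the half-edges.

\begin{lemma}\label{lem:euler}
Let $\Gamma$ be a pairing state whose multigraph is connected, and $\Pi\Gamma\ne0$. Then $\Pi\Gamma$ is a multiple of $\bigotimes_vU_v|G\rangle$ for a circle graph $G$ on $U$ and unitaries $U_v$.
\end{lemma}

\begin{proof}
A connected multigraph with even degrees has an Euler circuit. It passes each vertex twice, so the sequence of vertices is a double occurrence word; let $G$ be its interlace graph. At $v$ the circuit uses the four half-edges in some order (first entry, first exit, second entry, second exit), say $\gamma_v^{\tau(1)},\dots,\gamma_v^{\tau(4)}$ with a permutation $\tau=\tau_v$. We must bring them to the standard order without changing $P_v$, and an odd permutation would change its sign. So put $\tilde\gamma_v^r=\gamma_v^{\tau(r)}$ for $r\le3$ and $\tilde\gamma_v^4=\mathrm{sgn}(\tau)\gamma_v^{\tau(4)}$. The linear map $\tilde\gamma_v^r\mapsto\gamma_v^r$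 has determinant $\mathrm{sgn}(\tau)^2=1$. By Lemma~\ref{lem:rotation} it is the conjugation by a unitary $J_v$ that is a product of exponentials $e^{t\gamma_v^r\gamma_v^{r+1}}$. This $J_v$ acts on the tetron $v$ alone, commutes with $P_v$ and with the Majorana operators of the other tetrons, and restricts to a unitary $U_v'$ on the qubit $v$. Conjugation by $J=\prod_vJ_v$ maps the pair operators of $\Gamma$ to $\pm E_k$, so $J\Gamma$ is a pairing state of the word. It is admissible because $\Pi J\Gamma=J\Pi\Gamma\ne0$. By Lemma~\ref{lem:word}, $(\bigotimes_vU_v')\Pi\Gamma$ is a multiple of $Z^\kappa|G\rangle$.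
\end{proof}

In the next lemma $\gamma_p,\gamma_{p'},\gamma_r,\gamma_{r'}$ are Majorana operators of the given tetrons. Since $-i\eta(c+i\eta c')=c'-i\eta c$, either member of a pair may be given the primed name.

\begin{lemma}[Insertion]\label{lem:insert}
Let $\Gamma'$ be a pairing state with two distinct pairs $\{p,p'\}$, $\{r,r'\}$ and annihilators $\gamma_p+i\eta_1\gamma_{p'}$, $\gamma_r+i\eta_2\gamma_{r'}$. Add a tetron $v$ as the last factor, and let $\Gamma''$ be the pairing state in which these two annihilators are replaced by
\[
\gamma_p-i\eta_1\gamma_v^1,\qquad\gamma_v^2+i\gamma_{p'},\qquad\gamma_r-i\eta_2\gamma_v^3,\qquad\gamma_v^4+i\gamma_{r'}.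
\]
For every $\theta\in\mathbb R$ there is an even vector $\omega$ of $v$ such that $(\mathbb 1\otimes\langle\omega|)\Gamma''$ is a nonzero multiple of $e^{-\frac\theta2\gamma_{p'}\gamma_{r'}}\Gamma'$.
\end{lemma}

In the multigraph, the insertion subdivides the two edges and merges the two new vertices into $v$. For $\theta=0$ the bra joins $\gamma_v^1$ to $\gamma_v^2$ and $\gamma_v^3$ to $\gamma_v^4$, which restores the old edges; for general $\theta$ it joins $\gamma_v^1,\gamma_v^3$ to rotated partners.

\begin{proof}
Let $c=\cos\theta$, $s=\sin\theta$, $u=c\gamma_v^2+s\gamma_v^4$, $u'=-s\gamma_v^2+c\gamma_v^4$. The elements $\gamma_v^1,u,\gamma_v^3,u'$ form a Majorana system of $v$. Let $\omega$ be its pairing state with annihilators $\gamma_v^1-iu$ and $\gamma_v^3-iu'$, so that $\langle\omega|(\gamma_v^1+iu)=0=\langle\omega|(\gamma_v^3+iu')$. By Lemma~\ref{lem:pairing}, $i\gamma_v^1u\,\omega=\omega=i\gamma_v^3u'\omega$. Since $uu'=\gamma_v^2\gamma_v^4$, we have $(i\gamma_v^1u)(i\gamma_v^3u')=\gamma_v^1\gamma_v^3\gamma_v^2\gamma_v^4=P_v$. So $\omega$ is even, and $\langle\omega|$ is a qubit bra;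 this is the point of the choice of signs.

Let $\Xi=(\mathbb 1\otimes\langle\omega|)\Gamma''$. The following combinations annihilate $\Gamma''$:
\begin{align*}
&(\gamma_p-i\eta_1\gamma_v^1)+\eta_1c(\gamma_v^2+i\gamma_{p'})+\eta_1s(\gamma_v^4+i\gamma_{r'})\\
&\qquad=\gamma_p+i\eta_1(c\gamma_{p'}+s\gamma_{r'})-i\eta_1(\gamma_v^1+iu),\\
&(\gamma_r-i\eta_2\gamma_v^3)-\eta_2s(\gamma_v^2+i\gamma_{p'})+\eta_2c(\gamma_v^4+i\gamma_{r'})\\
&\qquad=\gamma_r+i\eta_2(-s\gamma_{p'}+c\gamma_{r'})-i\eta_2(\gamma_v^3+iu').
\end{align*}
By Lemma~\ref{lem:pure}(d), $\Xi$ is annihilated by $\gamma_p+i\eta_1(c\gamma_{p'}+s\gamma_{r'})$, by $\gamma_r+i\eta_2(-s\gamma_{p'}+c\gamma_{r'})$, and by the annihilators of the unchanged pairs. Let $T=e^{-\frac\theta2\gamma_{p'}\gamma_{r'}}$. As the two pairs are distinct, $T$ commutes with $\gamma_p$ and $\gamma_r$, and by Lemma~\ref{lem:rotation}(i) the elements listed are the conjugates by $T$ of the annihilators of $\Gamma'$. So $T^{-1}\Xi$ is a multiple of $\Gamma'$ by Lemma~\ref{lem:pairing}.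

It remains to show $\Xi\ne0$. For $\|\omega\|=1$ we have $|\omega\rangle\langle\omega|=\frac14(\mathbb 1+i\gamma_v^1u)(\mathbb 1+i\gamma_v^3u')$, which is $\frac14\mathbb 1$ plus a combination of products of two or four distinct $\gamma_v^j$. In $\Gamma''$ each $\gamma_v^j$ is paired with an operator outside $v$, so by the sign rule each such product anticommutes with a pair operator and has expectation zero. Hence $\|\Xi\|^2=\frac14\|\Gamma''\|^2>0$.
\end{proof}

\begin{proposition}\label{prop:converse}
Every element of $\mathcal R_n$ is SLOCC-reachable.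
\end{proposition}

\begin{proof}
Let $\Theta\in\mathcal F_{2n}$ be pure with $\Pi^O\Theta\ne0$, where $O$ is the set of the $n$ tetrons. Number their Majorana operators $\gamma_1,\dots,\gamma_{4n}$, tetron after tetron, and let $e\cdot e'=\frac12(e,e')$ on their real span, for which they are an orthonormal basis.

\emph{Rotation to a pairing state.} The form $\langle v,w\rangle=\frac12(v^\dagger,w)$ is the standard Hermitian inner product in the basis $\gamma_j$. Choose a basis $v_1,\dots,v_{2n}$ of $L=\mathrm{Ann}(\Theta)$ with $\langle v_j,v_k\rangle=2\delta_{jk}$, and write $v_j=e_j+if_j$ with $e_j,f_j$ in the real span. This normalization and the isotropy of $L$ read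
\begin{align*}
e_j\cdot e_k+f_j\cdot f_k+i(e_j\cdot f_k-f_j\cdot e_k)&=2\delta_{jk},\\
e_j\cdot e_k-f_j\cdot f_k+i(e_j\cdot f_k+f_j\cdot e_k)&=0,
\end{align*}
so the $e_j,f_j$ form an orthonormal basis. Let $\mathsf O$ map $\gamma_j\mapsto e_j$ and $\gamma_{j+2n}\mapsto\eta_jf_j$, with $\eta_j=1$ for $j\ge2$ and $\eta_1=\pm1$ chosen so that $\det\mathsf O=1$. Then $L=\mathsf O(L_0)$, where $L_0$ is spanned by the annihilators $\gamma_j+i\eta_j\gamma_{j+2n}$ of a pairing state $\Gamma_0$. By Lemma~\ref{lem:rotation}, $\mathsf O$ is the conjugation by $T=T_M\cdots T_1$ with $T_\mu=e^{-\frac{\theta_\mu}2\gamma_{i_\mu}\gamma_{i_\mu+1}}$. The vector $T^{-1}\Theta$ is annihilated by $L_0$, so $\Theta$ is a multiple of $T\Gamma_0$. For the sake of connectivity we include among the $T_\mu$ trivial factors with $\theta=0$ and $i=4,8,\dots,4(n-1)$.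

\emph{Insertions.} For $\mu=1,\dots,M$ let $\Gamma_\mu$ arise from $\Gamma_{\mu-1}$ by Lemma~\ref{lem:insert} with $p'=i_\mu$, $r'=i_\mu+1$, a new tetron $v_\mu$, and the vector $\omega_\mu$ for the angle $\theta_\mu$. The lemma requires that $\gamma_i$ and $\gamma_{i+1}$ are not paired with each other. In $\Gamma_0$ the partner of $\gamma_j$ has index $j\pm2n$, and every new pair contains an operator of the new tetron, so this never happens. The operator $T_\mu$ acts on the first factor $\mathcal F_{2n}$ only and commutes with the contractions by $\langle\omega_1|,\dots,\langle\omega_{\mu-1}|$. By induction, $(\mathbb 1\otimes\langle\omega_1|\otimes\cdots\otimes\langle\omega_\mu|)\Gamma_\mu$ is a nonzero multiple of $T_\mu\cdots T_1\Gamma_0$. For $\mu=M$ this is a nonzero multiple of $\Theta$.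

\emph{The circle graph.} An insertion replaces edges by paths, so vertices that were connected stay connected. The new vertex is adjacent to the tetrons of $\gamma_i$ and $\gamma_{i+1}$, and the insertions with $i=4j$ connect the output tetrons $j$ and $j+1$. So the multigraph of $\Gamma_M$ is connected. As the $\omega_\mu$ are even, the contraction of $\Pi\Gamma_M$ with them is a nonzero multiple of $\Pi^O\Theta\ne0$; hence $\Pi\Gamma_M\ne0$. By Lemma~\ref{lem:euler}, $\Pi^O\Theta$ is a nonzero multiple of $\big(\bigotimes_{i\in O}U_i\otimes\bigotimes_\mu\langle\omega_\mu|U_{v_\mu}\big)|G\rangle$ for a circle graph $G$.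
\end{proof}

Propositions~\ref{prop:branch} and~\ref{prop:converse} give the first statement of Theorem~\ref{thm:main}(D).

\section{All four-qubit states are SLOCC-reachable}\label{sec:four}

A dimension count could show at most that generic states are reachable. To reach every state we solve the equations of Lemma~\ref{lem:cycles} by hand. If $\psi$ is a product across some bipartition of the four qubits, both factors have at most three qubits; they are obtained from circle graphs $G',G''$ by (C), and $\psi$ is obtained from the disjoint union, a circle graph by Lemma~\ref{lem:words}. From now on $\psi$ is a product across no bipartition, and we show $\psi\in\mathcal R_4$. The solution below divides by three amplitudes, and the next lemma lets us make them nonzero.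

\begin{lemma}\label{lem:conditional}
Let $\{i,j,k,l\}=\{1,2,3,4\}$, and let $M(b_k,b_l)$ be the $2\times2$ matrix of amplitudes on the qubits $i,j$ obtained by contracting the qubits $k,l$ of $\psi$ with bras $b_k,b_l$. Then $\det M$ is not the zero polynomial.
\end{lemma}

\begin{proof}
The entries of $M$ are linear in $b_k$ and in $b_l$: in the polynomial ring of the four coordinates they are bihomogeneous of bidegree $(1,1)$, and not all are zero. Suppose $\det M=0$. Write a nonzero row as a polynomial times a vector $g$ with coprime entries. The other row is $(a/a')g$ with coprime polynomials $a,a'$. The ring is a unique factorization domain, so $a'$ divides both entries of $g$ and is constant. Thus $M=fg^T$ with polynomial vectors $f,g$. Factors of a nonzero bihomogeneous polynomial are bihomogeneous. Comparing the products of a nonzero entry of $f$ with a nonzero entry of $g$, we see that all nonzero entries of $f$ have one bidegree $(\alpha,\alpha')\in\{0,1\}^2$ and those of $g$ have bidegree $(1-\alpha,1-\alpha')$. The cases $(0,0)$, $(1,1)$, $(1,0)$, $(0,1)$ say that $\psi$ is a product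 across $i|jkl$, $j|ikl$, $ik|jl$, $il|jk$.
\end{proof}

\paragraph{Normal form.} Consider four polynomials in bras $b_1,\dots,b_4$: the full contraction of $\psi$, and for $j=2,3,4$ the determinant of Lemma~\ref{lem:conditional} for the qubits $1,j$. None is zero, so their product is nonzero at some point. Choose $g_i\in SL_2(\mathbb C)$ with $\langle0|g_i=b_i$, apply $\bigotimes_ig_i$ and rescale. Now $\psi_\emptyset=1$, and $\Delta_j=\psi_\emptyset\psi_{1j}-\psi_1\psi_j\ne0$ for $j=2,3,4$, since $\Delta_j$ is the determinant for the bras $\langle0|,\langle0|$, and $g_1,g_j$ do not change determinants. Next apply on each qubit $i$ the map $|0\rangle\mapsto|0\rangle-\psi_i|1\rangle$, $|1\rangle\mapsto|1\rangle$. It has determinant one and fixes the bra $\langle0|$, so $\psi_\emptyset$ and the $\Delta_j$ are unchanged, while $\psi_i$ becomes $\psi_i-\psi_i\psi_\emptyset=0$. By Lemma~\ref{lem:lift} we may therefore assume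
\[
\psi_\emptyset=1,\qquad\psi_1=\psi_2=\psi_3=\psi_4=0,\qquad\psi_{12}\psi_{13}\psi_{14}\ne0 .
\]

\paragraph{Reduction to three matrices.} We look for $A$ with zero diagonal blocks and $\Pi e^{q_A}|0\rangle=\psi$. The matrices $M_{ij}$, $i<j$, are free, and $M_{ji}=\mathrm{adj}(M_{ij})$. The symmetry $M_{ij}\mapsto g_iM_{ij}g_j^{-1}$ of Section~\ref{sec:cone} suggests taking the three invertible matrices at the vertex $1$ to be scalar: $M_{1j}=M_{j1}=s_j\mathbb 1$ with $s_j^2=-\psi_{1j}\ne0$. Put $N_1=M_{23}$, $N_2=M_{34}$, $N_3=M_{42}$. The adjugate preserves determinant and trace, and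
\[
\mathrm{tr}(M_{24}M_{43})=\mathrm{tr}\,\mathrm{adj}(N_2N_3)=\mathrm{tr}(N_2N_3),\qquad\mathrm{tr}(M_{32}M_{24})=\mathrm{tr}\,\mathrm{adj}(N_3N_1)=\mathrm{tr}(N_3N_1).
\]
So by Lemma~\ref{lem:cycles} the remaining conditions are
\begin{gather*}
\det N_1=-\psi_{23},\qquad\det N_2=-\psi_{34},\qquad\det N_3=-\psi_{24},\\
s_2s_3\,\mathrm{tr}N_1=-\psi_{123},\qquad s_3s_4\,\mathrm{tr}N_2=-\psi_{134},\qquad s_2s_4\,\mathrm{tr}N_3=-\psi_{124},\\
\mathrm{tr}(N_1N_2N_3)=-\psi_{234},\\
s_2s_3\,\mathrm{tr}(N_2N_3)+s_3s_4\,\mathrm{tr}(N_3N_1)+s_2s_4\,\mathrm{tr}(N_1N_2)=\psi_{12}\psi_{34}+\psi_{13}\psi_{24}+\psi_{14}\psi_{23}-\psi_{1234}.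
\end{gather*}
Since all $s_j$ are nonzero, the following lemma solves them.

\begin{lemma}\label{lem:three}
Let $w_1,w_2,w_3\in\mathbb C\setminus\{0\}$ and $f\in\mathbb C$. There are $N_1,N_2,N_3\in M_2(\mathbb C)$ with arbitrarily prescribed determinants, traces and $\mathrm{tr}(N_1N_2N_3)$, and with
\[
w_1\mathrm{tr}(N_2N_3)+w_2\mathrm{tr}(N_3N_1)+w_3\mathrm{tr}(N_1N_2)=f .
\]
\end{lemma}

\begin{proof}
Write $N_r=\frac{\tau_r}2\mathbb 1+u_r\cdot\sigma$ with $\tau_r$ the prescribed trace, $u_r\in\mathbb C^3$, $\sigma=(X,Y,Z)$, and the bilinear dot product. We use $\det N_r=\frac{\tau_r^2}4-u_r\cdot u_r$, $\mathrm{tr}(u\cdot\sigma)(u'\cdot\sigma)=2u\cdot u'$ and $\mathrm{tr}(u\cdot\sigma)(u'\cdot\sigma)(u''\cdot\sigma)=2i\det(u,u',u'')$. The determinants prescribe the numbers $n_r=u_r\cdot u_r$. With $y_1=u_2\cdot u_3$, $y_2=u_3\cdot u_1$, $y_3=u_1\cdot u_2$ we have $\mathrm{tr}(N_2N_3)=\frac{\tau_2\tau_3}2+2y_1$, cyclically, and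
\[
\mathrm{tr}(N_1N_2N_3)=\tfrac14\tau_1\tau_2\tau_3+\tau_1y_1+\tau_2y_2+\tau_3y_3+2i\det(u_1,u_2,u_3).
\]
So two conditions remain: $w_1y_1+w_2y_2+w_3y_3=f'$ for a given number $f'$, and $2i\det(u_1,u_2,u_3)=\ell(y)$ for a given affine function $\ell$.

The square of the determinant depends only on $y$: it is the determinant $g(y)=n_1n_2n_3+2y_1y_2y_3-\sum_rn_ry_r^2$ of the Gram matrix. So we first solve $-4g(y)-\ell(y)^2=0$ on the plane $w\cdot y=f'$. In affine coordinates on this plane, the cubic part of the left side is the restriction of $-8y_1y_2y_3$ to the plane $w\cdot y=0$. A coordinate $y_r$ vanishes identically there only if $w$ is a multiple of the $r$th basis vector, which is excluded because all $w_r$ are nonzero. So the cubic part is a product of three nonzero linear forms, the polynomial is not constant, and it has a complex zero $y$. Every complex symmetric matrix is $g_0^TDg_0$ with $g_0$ invertible and $D$ diagonal with entries in $\{0,1\}$, hence of the form $R^TR$ with $R=Dg_0$. Write the Gram matrix at $y$ in this form, and let $u_1,u_2,u_3$ be the columns of $R$. Then $(2i\det R)^2=-4g(y)=\ell(y)^2$.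 Replacing $R$ by $-R$ keeps the Gram matrix and reverses the sign of the $3\times3$ determinant, so we can arrange $2i\det R=\ell(y)$.
\end{proof}

Hence $\psi\in\mathcal R_4$, and $\psi$ is SLOCC-reachable by Proposition~\ref{prop:converse}. This completes the proof of Theorem~\ref{thm:main}(D). In particular $\psi_*$ is obtained with positive probability, so the completeness relation used in Lemma~\ref{lem:sector} cannot be dropped from the proof of (B).

\begin{thebibliography}{9}

\bibitem{Bes} Besicovitch (1940).

\bibitem{HMPC} Frederik Hahn, Rose McCarty, Hendrik Poulsen Nautrup, Nathan Claudet, \emph{The Structure of Circle Graph States}, arXiv:2603.08847 (2026).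

\bibitem{Nie} Nielsen, PRL 83, 436 (1999).

\end{thebibliography}
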